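# Commutators and quantum gradients in Schatten classes

## 1. A Hilbert–Schmidt commutator

Let $d\ge 1$, $\hbar>0$, $h=2\pi\hbar$, and consider operators on $L^2(\mathbb R^d)$, with $[A,B]=AB-BA$. The quantum Lebesgue norms are rescaled Schatten norms,
$$\|A\|_{\mathcal L^p}=h^{d/p}\|A\|_{\mathfrak S^p}=h^{d/p}\big(\operatorname{Tr}|A|^p\big)^{1/p}\quad(1\le p<\infty),$$
and $\mathcal L^\infty=\mathfrak S^\infty$ is the space of bounded operators with the operator norm. The quantum gradients of $A$ are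
$$\nabla_xA=[\nabla,A],\qquad \nabla_\xi A=\Big[\frac{x}{i\hbar},A\Big],$$
where $x$ is multiplication by the position variable. Together they form a $2d$-tuple $\mathbf D_\hbar A=(D_kA)_{k=1}^{2d}$, whose size we measure by
$$\|\mathbf D_\hbar A\|_{\mathcal L^q}=\Big\|\Big(\sum_{k=1}^{2d}|D_kA|^2\Big)^{1/2}\Big\|_{\mathcal L^q}\in[0,\infty].$$
Any other standard way of combining the components changes this norm only by a factor depending on $d$ and $q$.

In classical mechanics the Poisson bracket is bilinear in two gradients, and for $\frac1p=\frac1q+\frac1r$ with $1\le p,q,r\le\infty$ it satisfies $\|\{\alpha,\beta\}\|_{L^p}\le 2\|\nabla_z\alpha\|_{L^q}\|\nabla_z\beta\|_{L^r}$ for $(\alpha,\beta)\in W^{1,q}(\mathbb R^{2d})\times W^{1,r}(\mathbb R^{2d})$, where $\nabla_z=(\nabla_x,\nabla_v)$. In quantum mechanics $[A,B]/(i\hbar)$ plays the role of the bracket. The question, from Laurent Lafleche, "Uncertainty Relation for the Wigner-Yanase Skew Information and Quantum Sobolev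 Inequalities", arXiv:2508.15554 (2025), is whether for $1<p,q,r<\infty$ with $\frac1p=\frac1q+\frac1r$ there is a constant $C$, independent of $\hbar$, such that for all compact $A,B$
$$\|[A,B]\|_{\mathcal L^p}\le C\,\hbar\,\|\mathbf D_\hbar A\|_{\mathcal L^q}\|\mathbf D_\hbar B\|_{\mathcal L^r}.\tag{1.1}$$
In words: if two operators vary slowly in phase space, is their commutator small, with the correct power of $\hbar$?

One case takes two lines. Let $A=u(x)$ be a multiplication operator, and let $(q,r)=(\infty,2)$.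

**Proposition 1.1.** Let $u$ be bounded and Lipschitz, and let $B$ and the components of $\nabla_\xi B$ be Hilbert–Schmidt. Then
$$\|[u(x),B]\|_{\mathcal L^2}\le\hbar\,\|\nabla u\|_{L^\infty}\|\nabla_\xi B\|_{\mathcal L^2}.$$

*Proof.* Let $b(x,y)$ be the kernel of $B$. The kernel of $\nabla_{\xi_k}B$ is $\frac{x_k-y_k}{i\hbar}b(x,y)$, and that of $[u,B]$ is $(u(x)-u(y))b(x,y)$. The Hilbert–Schmidt norm is the $L^2$ norm of the kernel, so
$$\|[u,B]\|_{\mathfrak S^2}^2=\iint|u(x)-u(y)|^2|b|^2\le\|\nabla u\|_\infty^2\iint|x-y|^2|b|^2=\hbar^2\|\nabla u\|_\infty^2\|\nabla_\xi B\|_{\mathfrak S^2}^2 .$$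
Multiply by $h^{d}$ and take square roots. $\square$

Since $[\nabla,u]$ is multiplication by $\nabla u$ and $\nabla_\xi u=0$, we have $\|\mathbf D_\hbar u\|_{\mathcal L^\infty}=\|\nabla u\|_{L^\infty}$. So this is inequality (1.1) for $A=u(x)$, $(q,r)=(\infty,2)$, with $C=1$.

What changes in general? The proof used three special features. First, $A$ was diagonal in a basis (position) in which the gradient of $B$ can be read off; a general $A$ is not diagonal in any basis related to $x$ and $\nabla$. Second, the gradient of $A$ was in $\mathcal L^\infty$, so one Lipschitz constant served everywhere; if only $\mathbf D_\hbar A\in\mathcal L^q$ with $q<\infty$, the Lipschitz constant varies from place to place. Third, $p=2$: only for $p=2$ does the norm depend on the absolute values of the kernel alone. We shall meet the three obstacles in this order: Sections 3–6 make $A$ diagonal up to a harmless error, Section 8 produces a position-dependent Lipschitz constant and settles $p=2$,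 and Sections 9 and 10 deal with the other exponents.

## 2. Schatten norms, quantum gradients, and the two theorems

**Conventions.** $\|\cdot\|_q$ is the $\mathfrak S^q$ norm for operators and matrices and the $\ell^q$ norm for sequences; $s'$ is the conjugate exponent of $s$. Inner products are antilinear in the first slot, and $|g\rangle\langle f|$ is the operator $v\mapsto\langle f,v\rangle g$, so $\operatorname{Tr}(T|g\rangle\langle f|)=\langle f,Tg\rangle$. Commutators with $\nabla$ and $x$ are sesquilinear forms on the Schwartz space $\mathcal S=\mathcal S(\mathbb R^d)$, for instance $\langle f,[x_k,A]g\rangle=\langle x_kf,Ag\rangle-\langle f,Ax_kg\rangle$. The statement $\|\mathbf D_\hbar A\|_{\mathcal L^q}<\infty$ means that these forms are given by operators in $\mathfrak S^q$.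

**Theorem 1.** Let $q,r\in(1,\infty]$, not both $\infty$, and $\frac1p=\frac1q+\frac1r\le1$. There is $C=C(d,q,r)$ such that for all $\hbar>0$ and all bounded (in particular all compact) $A,B$ with $\|\mathbf D_\hbar A\|_{\mathcal L^q},\|\mathbf D_\hbar B\|_{\mathcal L^r}<\infty$,
$$\|[A,B]\|_{\mathcal L^p}\le C\hbar\,\|\mathbf D_\hbar A\|_{\mathcal L^q}\|\mathbf D_\hbar B\|_{\mathcal L^r}.$$

**Theorem 2.** For $p,q,r\in[1,\infty]$ with $\frac1p=\frac1q+\frac1r$, inequality (1.1) holds with a constant uniform over compact $A,B$ and $\hbar>0$ if and only if $(q,r)\notin\{(\infty,\infty),(\infty,1),(1,\infty)\}$.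

Theorem 1 contains the case $1<p,q,r<\infty$, so the answer to the question is yes. (If a gradient norm in (1.1) is infinite there is nothing to prove, except when the other one is $0$; that case is settled after Lemma 3.1.)

**Scaling to $\hbar=1$.** Let $(Uf)(y)=\hbar^{d/4}f(\sqrt\hbar\,y)$, a unitary operator, and $A'=UAU^*$. From $(Uxf)(y)=\sqrt\hbar\,y\,(Uf)(y)$ and $(U\nabla f)(y)=\hbar^{-1/2}\nabla(Uf)(y)$ we get $UxU^*=\sqrt\hbar\,x$ and $U\nabla U^*=\hbar^{-1/2}\nabla$. So both $U[\nabla,A]U^*=\hbar^{-1/2}[\nabla,A']$ and $U[\frac x{i\hbar},A]U^*=\hbar^{-1/2}[\frac xi,A']$, that is, $U(\mathbf D_\hbar A)U^*=\hbar^{-1/2}\mathbf D_1A'$. Hence $\hbar\|\mathbf D_\hbar A\|_q\|\mathbf D_\hbar B\|_r=\|\mathbf D_1A'\|_q\|\mathbf D_1B'\|_r$ in plain Schatten norms, and the powers of $h$ cancel because $\frac1p=\frac1q+\frac1r$. From now on $\hbar=1$, all norms are Schatten norms, and $\mathbf D=\mathbf D_1$.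

Put $D=2d$ and $Z=(Z_1,\dots,Z_D)=(x_1,\dots,x_d,-i\partial_1,\dots,-i\partial_d)$. The components of $\mathbf DA$ are the $[Z_k,A]$ up to factors $\pm i$. The letter $C$ denotes constants depending only on $d,q,r$; it may change from line to line.

**Column operators.** Given $T_1,\dots,T_D$, let $\mathbf T f=(T_1f,\dots,T_Df)$. Then $\mathbf T^*\mathbf T=\sum|T_k|^2$, so $\|(\sum|T_k|^2)^{1/2}\|_q=\|\mathbf T\|_q$. Multiplying the column by a row of scalars, and writing the column as a sum of columns with one entry, we get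
$$\Big\|\sum_kc_kT_k\Big\|_q\le|c|\,\Big\|\Big(\sum_k|T_k|^2\Big)^{1/2}\Big\|_q,\qquad\Big\|\Big(\sum_k|T_k|^2\Big)^{1/2}\Big\|_q\le\sum_k\|T_k\|_q .\tag{2.1}$$

**A hand computation.** Let $d=1$, $g(y)=\pi^{-1/4}e^{-y^2/2}$, $g_1(y)=\sqrt2\,y\,g(y)$ (both normalized, and orthogonal), and $A=|g\rangle\langle g|$. Then $Z_1g=g_1/\sqrt2$ and $Z_2g=-ig'=iyg=ig_1/\sqrt2$. So $[Z_1,A]=\frac1{\sqrt2}(|g_1\rangle\langle g|-|g\rangle\langle g_1|)$, and $|[Z_1,A]|^2=\frac12(|g\rangle\langle g|+|g_1\rangle\langle g_1|)$; the same holds for $Z_2$. The sum of the two squares is the projection onto $\operatorname{span}(g,g_1)$, and $\|\mathbf DA\|_q=2^{1/q}$. Let $B$ be the projection onto a phase-space translate $g'$ of $g$ (see Section 3); then $\|\mathbf DB\|_r=2^{1/r}$. In an orthonormal basis of a two-dimensional space containing $g,g'$, with first vector $g$ and $g'=(c,s)$, the commutator $[A,B]$ has only the off-diagonal entries $c\bar s$ and $-\bar cs$. So both of its singular values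 are $|c||s|\le\frac12$, and $\|[A,B]\|_p\le\frac12 2^{1/p}=\frac12\|\mathbf DA\|_q\|\mathbf DB\|_r$ for all exponents. This family satisfies (1.1) with $C=\frac12$.

**Facts that we use.**

* (K) Commutator estimate, in any dimension $D$: for $1<s<\infty$ and $u\in W^{1,\infty}(\mathbb R^D)$, on $L^2(\mathbb R^D)$, $\|[u(x),B]\|_s\le c_s\|\nabla u\|_\infty\sum_k\|[x_k,B]\|_s$. This is the extension of Proposition 1.1 to $1<s<\infty$. It is known, and the source states it with the problem (there with $\|\nabla_\xi B\|_{\mathcal L^s}$ on the right, which (2.1) bounds by the sum). The constant may depend on $D$.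
* (M) Macaev's theorem: triangular truncation of matrices is bounded on $\mathfrak S^s$, $1<s<\infty$, uniformly in the matrix size.
* (Max) The centered maximal operator over cubes is bounded on $\ell^q(\mathbb Z^D)$, $1<q<\infty$.
* (Du) Duality. Let $T$ be bounded and $1\le q\le\infty$. If $|\operatorname{Tr}(TF)|\le c\|F\|_{q'}$ for all $F=\sum_{j\le J}|g_j\rangle\langle f_j|$ with $f_j,g_j$ in a fixed dense subspace, then $\|T\|_q\le c$.

For (Du): every finite-rank operator is a limit of such $F$ in $\mathfrak S^1$, hence in every $\mathfrak S^{q'}$, and $\|T\|_q$ is the supremum of $|\operatorname{Tr}(TF)|$ over finite-rank $F$ with $\|F\|_{q'}\le1$. A consequence for weak integrals: if a bounded $T$ satisfies $\langle f,Tg\rangle=\int\langle f,T_sg\rangle\,d\nu(s)$ with measurable matrix elements and $\|T_s\|_q\le c(s)$, then $\|T\|_q\le\int c\,d|\nu|$.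

## 3. Phase-space translations

For $w=(x,\xi)\in\mathbb R^D$ let
$$\pi(w)f(y)=e^{i\xi\cdot y}f(y-x),\qquad\tau_wA=\pi(w)A\pi(w)^* .$$
These are unitary operators that preserve $\mathcal S$. Directly from the definition, $\pi(w)\pi(w')$ equals $\pi(w+w')$ up to a phase, $\pi(w)^*$ equals $\pi(-w)$ up to a phase, so $\tau_w\tau_{w'}=\tau_{w+w'}$; and
$$Z_k\pi(w)=\pi(w)(Z_k+w_k).\tag{3.1}$$
For $k\le d$, (3.1) says $y_ke^{i\xi\cdot y}f(y-x)=e^{i\xi\cdot y}\big((y-x)_k+x_k\big)f(y-x)$; for the momentum components it is the product rule. The next lemma says that $\mathbf DA$ is the derivative of $w\mapsto\tau_wA$.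

**Lemma 3.1.** Let $A$ be bounded and $\Gamma_w=\sum_{k\le d}(x_kZ_{d+k}-\xi_kZ_k)$. For $f,g\in\mathcal S$,
$$\tfrac{d}{dt}\big|_{t=0}\langle f,\tau_{tw}Ag\rangle=-i\langle f,[\Gamma_w,A]g\rangle .$$
If $1\le q\le\infty$ and $\|\mathbf DA\|_q<\infty$, then $\|\tau_wA-A\|_q\le|w|\,\|\mathbf DA\|_q$.

*Proof.* Let $f_t=\pi(tw)^*f$, that is, $f_t(y)=e^{-it\xi\cdot y-it^2\xi\cdot x}f(y+tx)$. Differentiating in $t$,
$$\tfrac d{dt}f_t=(-i\xi\cdot y-2it\,\xi\cdot x)f_t+e^{-it\xi\cdot y-it^2\xi\cdot x}(x\cdot\nabla f)(y+tx),$$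
and the last term equals $x\cdot\nabla f_t+it\,\xi\cdot x\,f_t$. Since $i\Gamma_w=x\cdot\nabla-i\xi\cdot y$, we obtain $\frac d{dt}f_t=(i\Gamma_w-it\,\xi\cdot x)f_t$, and the same for $g_t$. In $\langle f,\tau_{tw}Ag\rangle=\langle f_t,Ag_t\rangle$ the imaginary scalars $-it\,\xi\cdot x$ contribute $+it\,\xi\cdot x$ from the antilinear slot and $-it\,\xi\cdot x$ from the other, so they cancel:
$$\tfrac d{dt}\langle f,\tau_{tw}Ag\rangle=\langle i\Gamma_wf_t,Ag_t\rangle+\langle f_t,Ai\Gamma_wg_t\rangle=-i\langle f_t,[\Gamma_w,A]g_t\rangle .$$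
At $t=0$ this is the first claim. If $\|\mathbf DA\|_q<\infty$, then $[\Gamma_w,A]$ is an operator in $\mathfrak S^q$ and the right side is $-i\langle f,\tau_{tw}([\Gamma_w,A])g\rangle$. Integrate over $t\in[0,1]$ and use (Du) with Schwartz vectors: $\|\tau_wA-A\|_q\le\|[\Gamma_w,A]\|_q$. The coefficients of $\Gamma_w$ form a vector of length $|w|$, so (2.1) bounds this by $|w|\,\|\mathbf DA\|_q$. $\square$

*The case $0\cdot\infty$.* If $\|\mathbf DA\|_q=0$, then $\tau_wA=A$ for all $w$, so $A$ commutes with all $\pi(w)$. This family is irreducible, so $A$ is a scalar, and a compact scalar operator on $L^2(\mathbb R^d)$ is $0$. Then $[A,B]=0$, and (1.1) holds even if $\|\mathbf DB\|_r=\infty$.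

## 4. A Parseval frame and frame-diagonal operators

To imitate Proposition 1.1 we want all of $Z_1,\dots,Z_D$ to be nearly diagonal at once. An orthonormal basis is not needed; a well-localized Parseval frame is enough.

Choose a real $\varphi\in C_c^\infty((-1,1)^d)$ with $\sum_{m\in\mathbb Z^d}\varphi(y-m)^2=1$: take $\eta\ge0$ in $C_c^\infty((-1,1)^d)$ positive on $[-\frac12,\frac12]^d$ and divide by $(\sum_m\eta(\cdot-m)^2)^{1/2}$. Then $\|\varphi\|^2=\int_{[0,1]^d}\sum_m\varphi(y-m)^2dy=1$. Let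
$$\Lambda=\mathbb Z^d\times\pi\mathbb Z^d,\qquad\mathcal Q=[0,1)^d\times[0,\pi)^d,\qquad\varphi_z=2^{-d/2}\pi(z)\varphi\quad(z\in\mathbb R^D).$$
$\mathcal Q$ is a fundamental domain of $\Lambda$ with $|\mathcal Q|=\pi^d$. Fix this $\varphi$; constants may depend on it.

**The frame identity.** Let $\psi\in C_c^\infty((-1,1)^d)$ and $\lambda=(m,\pi n)$. Then $\langle\pi(\lambda)\psi,f\rangle=\int e^{-i\pi n\cdot y}\overline{\psi(y-m)}f(y)\,dy$. Since $\{2^{-d/2}e^{i\pi n\cdot y}\}_{n\in\mathbb Z^d}$ is an orthonormal basis of $L^2(m+(-1,1)^d)$, summing over $n$ and then over $m$ gives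
$$\sum_{\lambda\in\Lambda}|\langle\pi(\lambda)\psi,f\rangle|^2=2^d\sum_m\int|\psi(y-m)|^2|f(y)|^2\,dy .\tag{4.1}$$
For $s\in\mathbb R^D$ let $V_s:L^2\to\ell^2(\Lambda)$, $(V_sf)_\lambda=\langle\varphi_{\lambda+s},f\rangle$. Since $\pi(\lambda+s)$ is a phase times $\pi(s)\pi(\lambda)$, (4.1) with $\psi=\varphi$, applied to $\pi(s)^*f$, gives $\|V_sf\|=\|f\|$. So
$$V_s^*V_s=1,\qquad V_s^*\delta_\lambda=\varphi_{\lambda+s}.$$
Write $V=V_0$ and $P=VV^*$, a projection on $\ell^2(\Lambda)$ with $PV=V$ and $V^*P=V^*$.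

**Almost diagonal position and momentum.** Let $\varphi^{(k)}_\lambda=-2^{-d/2}\pi(\lambda)Z_k\varphi$ and $(T_kf)_\lambda=\langle\varphi^{(k)}_\lambda,f\rangle$. The operator $T_k$ is bounded by (4.1) with $\psi=Z_k\varphi$, and $T_k^*\delta_\lambda=\varphi_\lambda^{(k)}$. By (3.1), $Z_k\varphi_\lambda=\lambda_k\varphi_\lambda-\varphi_\lambda^{(k)}$. Taking inner products with $f\in\mathcal S$,
$$\lambda_k\varphi_\lambda=Z_k\varphi_\lambda+\varphi_\lambda^{(k)},\qquad VZ_kf=\lambda_kVf-T_kf,\tag{4.2}$$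
where $\lambda_k$ also denotes the diagonal multiplication operator on sequences; in particular $\lambda_kVf\in\ell^2$. So $V$ turns $Z_k$ into the diagonal operator $\lambda_k$ up to a bounded error.

**Decay.** For $\psi,\psi'\in C_c^\infty((-1,1)^d)$ and $w=(x,\xi)$, the integral $\langle\psi,\pi(w)\psi'\rangle=\int\overline{\psi(y)}\,\psi'(y-x)e^{i\xi\cdot y}dy$ vanishes unless $|x|_\infty<2$, and $N$ integrations by parts in $y_k$ bound $|\xi_k|^N$ times it uniformly in $x$. So it is at most $C_N(1+|w|)^{-N}$ for every $N$. Consequently the matrices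
$$P=VV^*,\qquad M_k:=T_kV^*,\qquad V_sV_0^*\ \ (s\in\mathcal Q)\tag{4.3}$$
have entries $O((1+|\lambda-\mu|)^{-N})$ for every $N$, uniformly in $s\in\mathcal Q$.

**Definition (lattice gradient).** For $a\in\ell^\infty(\Lambda)$ let $\|\nabla a\|_q=\sum_e\|a(\cdot+e)-a\|_{\ell^q}$, summed over the $D$ standard generators $e$ of $\Lambda$. We write $a$ also for the diagonal operator on $\ell^2(\Lambda)$.

For $u=(m,\pi n)\in\Lambda$ we can walk from $\lambda$ to $\lambda+u$ in $|m|_1+|n|_1\le\sqrt D|u|$ steps along $\pm$ generators, so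
$$\|a(\cdot+u)-a\|_{\ell^q}\le\sqrt D\,|u|\,\|\nabla a\|_q\qquad(1\le q\le\infty).\tag{4.4}$$

**Lemma 4.1.** Let $1\le q\le\infty$ and $|W_{\lambda\mu}|\le\gamma(1+|\lambda-\mu|)^{-D-2}$. Then $\|[a,W]\|_q\le C\gamma\|\nabla a\|_q$.

*Proof.* The entries of $[a,W]$ are $(a_\lambda-a_\mu)W_{\lambda\mu}$. Split the matrix into its diagonals $\mu=\lambda+u$, $u\in\Lambda$. Each is a diagonal matrix times a shift, so its $\mathfrak S^q$ norm is the $\ell^q$ norm of its entries, at most $\gamma(1+|u|)^{-D-2}\sqrt D\,|u|\,\|\nabla a\|_q$ by (4.4). The sum over $u\in\Lambda$ of $(1+|u|)^{-D-1}$ converges. $\square$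

Operators that are diagonal in the frame can now be treated completely, for every exponent.

**Proposition 4.2.** Let $1\le p,q,r\le\infty$, $\frac1p=\frac1q+\frac1r$, and $a,b\in\ell^\infty(\Lambda)$. Then
$$\|[V^*aV,V^*bV]\|_p\le C\|\nabla a\|_q\|\nabla b\|_r .$$

*Proof.* Since $V^*=V^*P$ and $V=PV$, $[V^*aV,V^*bV]=V^*(aPb-bPa)V=V^*(PaPbP-PbPaP)V$. Insert $PaPbP=PabP-Pa(1-P)bP$ and the same with $a,b$ exchanged. Diagonal matrices commute, so the terms $PabP$ and $PbaP$ cancel:
$$PaPbP-PbPaP=-Pa(1-P)bP+Pb(1-P)aP .$$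
Now $P[a,P]=PaP-Pa=-Pa(1-P)$ and $(1-P)[b,P]=(1-P)bP$. So each of the two terms is a product of a factor bounded by $\|[a,P]\|_q$ and a factor bounded by $\|[b,P]\|_r$. By Hölder the norm is at most $2\|[a,P]\|_q\|[b,P]\|_r$, and Lemma 4.1 with $W=P$ applies to both factors. $\square$

The commutator of two frame-diagonal operators is thus a sum of products of two commutators with $P$, one per gradient. A general operator is not frame-diagonal, so we must see what is left over.

## 5. Splitting an operator into a frame-diagonal part and a remainder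

For bounded $A$ let
$$a(z)=\langle\pi(z)\varphi,A\pi(z)\varphi\rangle,\qquad a_s=(a(\lambda+s))_{\lambda\in\Lambda},\qquad A_0=V^*aV,\qquad A_1=A-A_0,$$
where $a=a_0$ in the definition of $A_0$. The function $a(z)$ is continuous and bounded by $\|A\|_\infty$; it is an average of $A$ near the phase-space point $z$.

**Example.** If $A=1$, then $a\equiv1$ and $A_0=V^*V=1$. If $A=u(x)$ with $u$ bounded and Lipschitz, then at $\lambda=(m,\pi n)$ the value $a(\lambda)=u_m:=\int\varphi(y-m)^2u(y)\,dy$ does not depend on $n$. By the Fourier expansion on the cube $m+(-1,1)^d$, $\sum_n\langle\varphi_{(m,\pi n)},f\rangle\varphi_{(m,\pi n)}=\varphi(\cdot-m)^2f$. So $A_0$ is multiplication by $\sum_mu_m\varphi(y-m)^2$. Where $\varphi(y-m)\ne0$ we have $|y-m|\le\sqrt d$, and $u_m$ averages $u$ over points within $\sqrt d$ of $m$, so $|u(y)-u_m|\le2\sqrt d\,\|\nabla u\|_\infty$. Hence $\|A_1\|_\infty\le2\sqrt d\,\|\nabla u\|_\infty=2\sqrt d\,\|\mathbf DA\|_\infty$: the remainder is bounded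 by the gradient, with no derivative. This is general.

**Lemma 5.1.** Let $1\le q\le\infty$, $A$ bounded, $\|\mathbf DA\|_q<\infty$.

1. $\|(a(\lambda+s+w)-a(\lambda+s))_\lambda\|_{\ell^q}\le2^d|w|\,\|\mathbf DA\|_q$ for all $s,w\in\mathbb R^D$. In particular $\|\nabla a\|_q\le C\|\mathbf DA\|_q$.
2. $\|A_1\|_q\le C\|\mathbf DA\|_q$.
3. $\|[Z_k,A_0]\|_q\le C\|\mathbf DA\|_q$, hence $\|[Z_k,A_1]\|_q\le C\|\mathbf DA\|_q$.
4. For $X=VA_1V^*$, the matrix $\big((\lambda_k-\mu_k)X_{\lambda\mu}\big)$ has $\mathfrak S^q$ norm at most $C\|\mathbf DA\|_q$.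

*Proof.*

**Step 1 (the samples vary slowly).** This step proves (1). Since $\pi(\lambda+s+w)$ is a phase times $\pi(w)\pi(\lambda+s)$ and $\pi(w)^*A\pi(w)=\tau_{-w}A$,
$$a(\lambda+s+w)-a(\lambda+s)=2^d\langle\varphi_{\lambda+s},(\tau_{-w}A-A)\varphi_{\lambda+s}\rangle=2^d\big(V_s(\tau_{-w}A-A)V_s^*\big)_{\lambda\lambda}.$$
Taking the diagonal is a contraction $\mathfrak S^q\to\ell^q$, because $|\sum_\lambda c_\lambda T_{\lambda\lambda}|=|\operatorname{Tr}(T\operatorname{diag}(c))|\le\|T\|_q\|c\|_{q'}$ for finitely supported $c$. Now use Lemma 3.1. With $s=0$ and $w$ a generator, this gives the bound for $\|\nabla a\|_q$.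

**Step 2 (a continuous average equals an average of translates).** This step prepares (2): it compares $A$ with a continuous version of $A_0$. Let $\Pi_z=|\pi(z)\varphi\rangle\langle\pi(z)\varphi|=\tau_z\Pi_0$. Plancherel in $\xi$ gives
$$\int_{\mathbb R^D}|\langle\pi(z)\varphi,f\rangle|^2dz=(2\pi)^d\|f\|^2.\tag{5.1}$$
So the weak integral $\bar A=(2\pi)^{-d}\int a(z)\Pi_z\,dz$ is a bounded operator. We claim
$$\bar A=\int\kappa(w)\,\tau_wA\,dw,\qquad\kappa(w)=(2\pi)^{-d}|\langle\varphi,\pi(w)\varphi\rangle|^2 .\tag{5.2}$$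

Recall the Weyl calculus for Schwartz symbols: $\mathrm{Op}(\beta)$ is the operator with kernel $k_\beta(y,y')=(2\pi)^{-d}\int e^{i(y-y')\cdot\xi}\beta(\frac{y+y'}2,\xi)\,d\xi$. Up to a linear change of variables, $\beta\mapsto k_\beta$ is a partial Fourier transform, hence a bijection of $\mathcal S(\mathbb R^D)$; so every finite-rank operator with Schwartz vectors has a Schwartz symbol. In the variables $\frac{y+y'}2$ and $y-y'$, Parseval in the second variable gives
$$\operatorname{Tr}(\mathrm{Op}(\alpha)\mathrm{Op}(\beta))=\iint k_\alpha(y,y')k_\beta(y',y)\,dy\,dy'=(2\pi)^{-d}\int\alpha\beta .\tag{5.3}$$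
The kernel of $\tau_w\mathrm{Op}(\beta)$, $w=(x_0,\xi_0)$, is $e^{i\xi_0\cdot(y-y')}k_\beta(y-x_0,y'-x_0)$, so $\tau_w\mathrm{Op}(\beta)=\mathrm{Op}(\beta(\cdot-w))$.

Let first $A$ be of finite rank with Schwartz vectors, and let $\alpha,\rho$ be the symbols of $A$ and $\Pi_0$. Then $a(z)=\operatorname{Tr}(A\Pi_z)=(2\pi)^{-d}\int\alpha(y)\rho(y-z)\,dy$. For $f,g\in\mathcal S$ let $\gamma$ be the symbol of $|g\rangle\langle f|$, so that $\langle f,\mathrm{Op}(\beta)g\rangle=(2\pi)^{-d}\int\beta\gamma$. By Fubini,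
$$\langle f,\bar Ag\rangle=(2\pi)^{-d}\int\gamma(x)\Big\{(2\pi)^{-2d}\iint\alpha(y)\rho(y-z)\rho(x-z)\,dz\,dy\Big\}dx .$$
Substituting $u=y-z$ and using (5.3),
$$(2\pi)^{-2d}\int\rho(y-z)\rho(x-z)\,dz=(2\pi)^{-2d}\int\rho(u)\rho(u-(y-x))\,du=(2\pi)^{-d}\operatorname{Tr}(\Pi_0\,\tau_{y-x}\Pi_0)=\kappa(y-x)=\kappa(x-y),$$
because $\kappa$ is even. So the brace is $(\alpha*\kappa)(x)=\int\kappa(w)\alpha(x-w)\,dw$, the symbol of the right side of (5.2). The claim holds for such $A$.

For bounded $A$ let $P_n$ be the projection onto the first $n$ Hermite functions and $A_n=P_nAP_n$. Then $A_n\to A$ strongly, $\|A_n\|_\infty\le\|A\|_\infty$, and the corresponding functions $a_n$ converge to $a$ pointwise with $|a_n|\le\|A\|_\infty$. In matrix elements $\langle f,\cdot\,g\rangle$, dominated convergence applies on both sides of (5.2), with dominating functions $\|A\|_\infty|\langle f,\pi(z)\varphi\rangle\langle\pi(z)\varphi,g\rangle|$, integrable by (5.1), and $\|A\|_\infty\|f\|\|g\|\kappa(w)$.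 This proves (5.2).

By (5.1) with $f=\varphi$, $\int\kappa=1$, and $\int|w|\kappa(w)\,dw<\infty$ by the decay in Section 4. So $\bar A-A=\int\kappa(w)(\tau_wA-A)\,dw$, and Lemma 3.1 with (Du) gives
$$\|A-\bar A\|_q\le C\|\mathbf DA\|_q .\tag{5.4}$$

**Step 3 (from the continuous average to the lattice).** This step finishes (2) by comparing $\bar A$ with $A_0$. Weakly, $V_s^*a_sV_s=2^{-d}\sum_\lambda a(\lambda+s)\Pi_{\lambda+s}$. Since $\mathcal Q$ is a fundamental domain and $2^{-d}\pi^{-d}=(2\pi)^{-d}$,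
$$\bar A=|\mathcal Q|^{-1}\int_{\mathcal Q}V_s^*a_sV_s\,ds .$$
Put $U=V_sV_0^*$. Then $UV_0=V_s$ and $V_s^*U=V_0^*$, so
$$V_s^*a_sV_s-V_0^*a_0V_0=V_s^*(a_s-a_0)V_s+V_s^*(a_0U-Ua_0)V_0 .$$
The first term has $\mathfrak S^q$ norm at most $\|a_s-a_0\|_q\le2^d|s|\,\|\mathbf DA\|_q$ by (1). The second is bounded by $\|[a_0,U]\|_q\le C\|\mathbf DA\|_q$ by Lemma 4.1, (4.3) and (1). Both bounds are uniform in $s\in\mathcal Q$. Averaging over $s$ with (Du), $\|\bar A-A_0\|_q\le C\|\mathbf DA\|_q$. With (5.4) this is (2).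

**Step 4 (the gradient of $A_0$).** This step proves (3). For $f,g\in\mathcal S$, by (4.2),
$$\langle Z_kf,A_0g\rangle-\langle f,A_0Z_kg\rangle=\langle\lambda_kVf-T_kf,aVg\rangle-\langle Vf,a(\lambda_kVg-T_kg)\rangle=\langle Vf,aT_kg\rangle-\langle T_kf,aVg\rangle ,$$
since $\lambda_k$ and $a$ commute. So $[Z_k,A_0]=V^*aT_k-T_k^*aV$. This is bounded, but not yet small where $a$ is flat. For $a\equiv1$, where $A_0=1$, the formula says $V^*T_k=T_k^*V$. Hence $V^*M_k=V^*T_kV^*=T_k^*P$, and $T_k=T_kV^*V=M_kV$. Therefore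
$$V^*aT_k=V^*aM_kV=V^*[a,M_k]V+T_k^*PaV=V^*[a,M_k]V+T_k^*[P,a]V+T_k^*aV ,$$
where the last equality uses $PV=V$. Subtracting $T_k^*aV$,
$$[Z_k,A_0]=V^*[a,M_k]V+T_k^*[P,a]V .$$
Lemma 4.1 with $W=M_k$ and $W=P$, and (1), give the first bound. The second follows from $[Z_k,A_1]=[Z_k,A]-[Z_k,A_0]$ and (2.1).

**Step 5 (the remainder is concentrated near the diagonal).** This step proves (4). We have $X_{\lambda\mu}=\langle\varphi_\lambda,A_1\varphi_\mu\rangle$ with $\varphi_\lambda\in\mathcal S$. By (4.2),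
$$(\lambda_k-\mu_k)X_{\lambda\mu}=\langle Z_k\varphi_\lambda,A_1\varphi_\mu\rangle-\langle\varphi_\lambda,A_1Z_k\varphi_\mu\rangle+\langle\varphi^{(k)}_\lambda,A_1\varphi_\mu\rangle-\langle\varphi_\lambda,A_1\varphi_\mu^{(k)}\rangle ,$$
which are the entries of $V[Z_k,A_1]V^*+T_kA_1V^*-VA_1T_k^*$. Use (2) and (3). $\square$

## 6. Reduction to a commutator of a diagonal matrix with a matrix

Split $A=A_0+A_1$ and $B=B_0+B_1$, with $b(z)=\langle\pi(z)\varphi,B\pi(z)\varphi\rangle$ and $B_0=V^*bV$: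
$$[A,B]=[A_1,B_1]+[A_0,B_0]+[A_0,B_1]+[A_1,B_0].\tag{6.1}$$
By Hölder and Lemma 5.1(2), $\|[A_1,B_1]\|_p\le2\|A_1\|_q\|B_1\|_r\le C\|\mathbf DA\|_q\|\mathbf DB\|_r$. By Proposition 4.2 and Lemma 5.1(1), $\|[A_0,B_0]\|_p\le C\|\mathbf DA\|_q\|\mathbf DB\|_r$. Both bounds hold for all $1\le p,q,r\le\infty$. The cross terms are different. Hölder alone is useless for $[A_0,B_1]$, because $\|A_0\|_q$ is not controlled by the gradient. Lemma 4.1 does not apply either: with $X=VB_1V^*$ and $V^*V=1$,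
$$[A_0,B_1]=V^*aVB_1V^*V-V^*VB_1V^*aV=V^*[a,X]V,\tag{6.2}$$
but about $X$ we know only the Schatten bound of Lemma 5.1(4), not a rate of decay of its entries away from the diagonal. We need the following. For a matrix $X$ on $\ell^2(\Lambda)$ write $[\lambda_k,X]=((\lambda_k-\mu_k)X_{\lambda\mu})$.

**Proposition 6.1.** Let $q,r\in(1,\infty]$, not both $\infty$, $\frac1p=\frac1q+\frac1r\le1$. For $a\in\ell^\infty(\Lambda)$ with $\|\nabla a\|_q<\infty$ and $X$ bounded on $\ell^2(\Lambda)$ with $[\lambda_k,X]\in\mathfrak S^r$ for all $k$,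
$$\|[a,X]\|_p\le C\,\|\nabla a\|_q\sum_{k=1}^D\|[\lambda_k,X]\|_r .$$

**Proof of Theorem 1 from Proposition 6.1.** The first two terms of (6.1) are done. For the third, use (6.2), Proposition 6.1, Lemma 5.1(1) for $a$, and Lemma 5.1(4) for $B$ with exponent $r$: the norm is at most $C\|\mathbf DA\|_q\|\mathbf DB\|_r$. The fourth is $-[B_0,A_1]$, that is, the third with $(A,q)$ and $(B,r)$ exchanged, and the hypotheses on $(q,r)$ are symmetric. With the scaling of Section 2 this proves Theorem 1. $\square$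

It remains to prove Proposition 6.1, which now looks like Proposition 1.1: a diagonal $a$, and a matrix $X$ whose commutators with the coordinates are controlled.

**Reduction to finite matrices.** For finite $\Omega\subset\Lambda$ let $1_\Omega$ be the coordinate projection. Diagonal operators commute with $1_\Omega$, so $1_\Omega[a,X]1_\Omega=[a,1_\Omega X1_\Omega]$ and $[\lambda_k,1_\Omega X1_\Omega]=1_\Omega[\lambda_k,X]1_\Omega$. Suppose the bound holds for all $1_\Omega X1_\Omega$ with $C$ independent of $\Omega$. If $F$ has finitely many nonzero entries, then $\operatorname{Tr}([a,X]F)=\operatorname{Tr}(1_\Omega[a,X]1_\Omega F)$ for $\Omega$ large, and (Du) gives the bound for $X$. So from now on $X$ lives on $\Omega\times\Omega$ with $\Omega$ finite. All constants must be independent of $\Omega$.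

## 7. Lipschitz diagonals and the multipliers $\zeta_j/|\zeta|$

**Definition (Schur multiplier).** A function $m$ on $\Omega\times\Omega$ acts on matrices by the entrywise product $(m\circ Y)_{\lambda\mu}=m_{\lambda\mu}Y_{\lambda\mu}$. For example, $[a,\cdot\,]$ is the Schur multiplier with symbol $a_\lambda-a_\mu$, and in a linear order of $\Omega$ the symbol that is $1$ for $\lambda\ge\mu$ and $0$ otherwise is triangular truncation.

**Lemma 7.1.** Let $1<s<\infty$ and $\Omega\subset\mathbb R^D$ finite. With constants $C_s$ depending only on $s$ and $D$: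

(a) If $u:\Omega\to\mathbb C$ is $L$-Lipschitz and $Y$ is a matrix on $\ell^2(\Omega)$, then $\|[u,Y]\|_s\le C_sL\sum_k\|[\lambda_k,Y]\|_s$.

(b) The Schur multipliers with symbols $\omega_j(\lambda-\mu)$, where $\omega_j(\zeta)=\zeta_j/|\zeta|$ and $\omega_j(0)=0$, are bounded on $\mathfrak S^s(\ell^2(\Omega))$ by $C_s$.

*Proof.* (a) We transplant the matrix to $L^2(\mathbb R^D)$ in order to use (K). Treating real and imaginary parts separately, at the cost of a factor $2$, let $u$ be real. The function $\min_{\lambda\in\Omega}(u(\lambda)+L|x-\lambda|)$ is an $L$-Lipschitz extension of $u$ (McShane); truncate it at heights $\pm\max_\Omega|u|$ to get $\tilde u\in W^{1,\infty}(\mathbb R^D)$, $L$-Lipschitz, with $\tilde u=u$ on $\Omega$. Let $\varepsilon>0$ be so small that the balls $B(\lambda,\varepsilon)$, $\lambda\in\Omega$, are disjoint, let $\chi_\lambda$ be the $L^2$-normalized indicator of $B(\lambda,\varepsilon)$, let $J:\ell^2(\Omega)\to L^2(\mathbb R^D)$ be the isometry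 $\delta_\lambda\mapsto\chi_\lambda$, and let $B=JYJ^*$. Since $(x_kJ-J\lambda_k)\delta_\lambda=(x_k-\lambda_k)\chi_\lambda$ and supports are disjoint, $\|x_kJ-J\lambda_k\|_\infty\le\varepsilon$; likewise $\|\tilde uJ-Ju\|_\infty\le L\varepsilon$. Hence
$$\|[x_k,B]-J[\lambda_k,Y]J^*\|_s\le2\varepsilon\|Y\|_s,\qquad\|[\tilde u,B]-J[u,Y]J^*\|_s\le2L\varepsilon\|Y\|_s .$$
Since $\|JTJ^*\|_s=\|T\|_s$, (K) gives $\|[u,Y]\|_s\le2L\varepsilon\|Y\|_s+c_sL\sum_k(\|[\lambda_k,Y]\|_s+2\varepsilon\|Y\|_s)$. Let $\varepsilon\to0$.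

(b) The vector $\int_{S^{D-1}}\theta\,\mathrm{sgn}(\theta\cdot\zeta)\,d\sigma(\theta)$, with $\mathrm{sgn}\,0=0$, is equivariant under rotations and reflections of $\zeta$, so it is a multiple of $\zeta$. Its inner product with $\zeta/|\zeta|$ is $c_D=\int|\theta_1|\,d\sigma$. Thus
$$\omega_j(\zeta)=c_D^{-1}\int_{S^{D-1}}\theta_j\,\mathrm{sgn}(\theta\cdot\zeta)\,d\sigma(\theta),$$
also for $\zeta=0$. For almost every $\theta$ the numbers $\theta\cdot\lambda$, $\lambda\in\Omega$, are distinct. Order $\Omega$ by them: then the multiplier $\mathrm{sgn}(\theta\cdot(\lambda-\mu))$ is a difference of two strict triangular truncations, bounded on $\mathfrak S^s$ by (M) (removing the diagonal is also bounded), uniformly in $\theta$ and $\Omega$. Integrate over $\theta$. $\square$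

**Proof of Proposition 6.1 for $q=\infty$.** Then $1<p=r<\infty$. By (4.4) with $q=\infty$, $a$ is $\sqrt D\|\nabla a\|_\infty$-Lipschitz on $\Lambda$. Apply Lemma 7.1(a) with $s=r$. $\square$

## 8. A pointwise Lipschitz bound, and the case $p=2$

For $q<\infty$ one Lipschitz constant for all of $\Omega$ is too expensive. The maximal function gives a Lipschitz constant that depends on the point and lies in $\ell^q$.

**Lemma 8.1.** For $1<q<\infty$ and $\|\nabla a\|_q<\infty$ there is $f:\Lambda\to[0,\infty)$ with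
$$\|f\|_{\ell^q}\le C\|\nabla a\|_q,\qquad|a(\lambda)-a(\mu)|\le|\lambda-\mu|\,(f(\lambda)+f(\mu)).$$
If $a$ is not constant, $f>0$ everywhere.

*Proof.* Identify $(m,\pi n)\in\Lambda$ with $(m,n)\in\mathbb Z^D$; the Euclidean distance in $\Lambda$ dominates the $|\cdot|_\infty$ distance in $\mathbb Z^D$. Let $g(m)=\sum_l|a(m+e_l)-a(m)|$, so $\|g\|_q\le\|\nabla a\|_q$. Let $Q_R(m)=\{n:|n-m|_\infty\le R\}$, let $a_Q$ be the average of $a$ over $Q$, and $\mathcal Mg(m)=\sup_{R\in\{0,1,2,\dots\}}\operatorname{avg}_{Q_R(m)}g$.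

**Step 1 (Poincaré inequality).** This step bounds the oscillation of $a$ on a cube $Q=Q_R$ by $g$. Join $n$ to $n'$ inside $Q$ by changing the coordinates $1,2,\dots,D$ one after the other. In the $l$-th stage the edges have lower endpoint $y=(n_1',\dots,n_{l-1}',t,n_{l+1},\dots,n_D)$ and contribute $|a(y+e_l)-a(y)|$. For a given such edge, only $n_1,\dots,n_l$ and $n_l',\dots,n_D'$ are free: $D+1$ coordinates. So the edge is used for at most $(2R+1)^{D+1}$ pairs, and summing over $l$ and $y$, $\sum_{n,n'\in Q}|a(n)-a(n')|\le(2R+1)^{D+1}\sum_Qg$. Dividing by $|Q|^2=(2R+1)^{2D}$,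
$$\operatorname{avg}_Q|a-a_Q|\le(2R+1)\operatorname{avg}_Qg .$$

**Step 2 (telescoping).** This step compares the value $a(m)$ with averages over large cubes. If $Q\subset Q'$, then $|a_Q-a_{Q'}|\le\operatorname{avg}_Q|a-a_{Q'}|\le\frac{|Q'|}{|Q|}\operatorname{avg}_{Q'}|a-a_{Q'}|$. Apply this to $Q_R(m)$ along $R=0,1,2,4,\dots,2^S$, where consecutive cardinality ratios are at most $3^D$, and use Step 1. The sum of $3^D(2R+1)\mathcal Mg(m)$ over $R=1,2,4,\dots,2^S$ is at most $C2^S\mathcal Mg(m)$, so $|a(m)-a_{Q_{2^S}(m)}|\le C2^S\mathcal Mg(m)$.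

**Step 3 (two points).** This step compares $a(m)$ with $a(n)$ for $m\ne n$. Let $2^{S-1}<|m-n|_\infty\le2^S$ with $S\ge0$. Then $Q_{2^S}(m)\subset Q_{2^{S+1}}(n)$, the cardinality ratio is at most $2^D$, and as in Step 2, $|a_{Q_{2^S}(m)}-a_{Q_{2^{S+1}}(n)}|\le C2^S\mathcal Mg(n)$. Together with Step 2 at $m$ with $S$ and at $n$ with $S+1$,
$$|a(m)-a(n)|\le C2^S(\mathcal Mg(m)+\mathcal Mg(n))\le C|m-n|_\infty(\mathcal Mg(m)+\mathcal Mg(n)).$$
Take $f=C\mathcal Mg$ and use (Max). If $f$ vanishes somewhere, then $g\equiv0$ and $a$ is constant. $\square$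

**Proposition 6.1 for $p=2$, $q,r<\infty$.** If $a$ is constant there is nothing to prove, so let $f>0$ be as in Lemma 8.1. Put $H_{\lambda\mu}=|\lambda-\mu|X_{\lambda\mu}$ and, for $\lambda\ne\mu$, $m_{\lambda\mu}=\frac{a_\lambda-a_\mu}{|\lambda-\mu|(f_\lambda+f_\mu)}$, with $m_{\lambda\lambda}=0$. Then
$$[a,X]=m\circ(fH+Hf),\qquad|m|\le1,\qquad H=\sum_j\omega_j\circ[\lambda_j,X],\tag{8.1}$$
the last because $\sum_j\frac{\zeta_j}{|\zeta|}\zeta_j=|\zeta|$. By Lemma 7.1(b), $\|H\|_r\le C\sum_j\|[\lambda_j,X]\|_r$. By Hölder, $\|fH+Hf\|_2\le2\|f\|_q\|H\|_r$. On $\mathfrak S^2$ a Schur multiplier with $|m|\le1$ is a contraction, because the norm is the $\ell^2$ norm of the entries. Hence $\|[a,X]\|_2\le2\|f\|_q\|H\|_r$, as desired.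

**Where this stops.** Formula (8.1) holds for every $p$, and Hölder gives $\|fH+Hf\|_p\le2\|f\|_q\|H\|_r$. What is lost for $p\ne2$ is the last step: $|m|\le1$ does not bound a Schur multiplier on $\mathfrak S^p$. Let $E$ be the $n\times n$ Sylvester matrix, $n=2^N$, the $N$-fold tensor power of $\begin{pmatrix}1&1\\1&-1\end{pmatrix}$: its entries are $\pm1$ and $EE^{T}=n\cdot1$, so all its singular values are $\sqrt n$ and $\|E\|_p=n^{1/2+1/p}$. The all-ones matrix $\mathbf 1$ has one nonzero singular value, $n$, so $\|\mathbf 1\|_p=n$. As Schur multiplier, $E$ maps $\mathbf 1$ to $E$ and $E$ to $\mathbf 1$. So its norm on $\mathfrak S^p$ is at least $n^{|1/2-1/p|}$, although its symbol has modulus $1$. This does not say that our particular $m$ is bad. It says that its structure must be used: $a$ must be kept as a Lipschitz function, on sets where Lemma 7.1(a) applies.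

## 9. Level sets of $f$ and block estimates

Let $q<\infty$, $a$ not constant, and $f>0$ from Lemma 8.1. For $k\in\mathbb Z$ let
$$\Omega_k=\{\lambda\in\Omega:2^{k-1}<f(\lambda)\le2^k\},\qquad\Omega_{\le k}=\{\lambda\in\Omega:f(\lambda)\le2^k\},\qquad N_k=\#\Omega_k .$$
Only finitely many $\Omega_k$ are nonempty, and these are the only $k$ that we keep. $\Omega$ is their disjoint union; $a$ is $2^{k+1}$-Lipschitz on $\Omega_{\le k}$; and since $2^k<2f$ on $\Omega_k$,
$$\sum_k2^{kq}N_k\le2^q\|f\|_q^q .\tag{9.1}$$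

**Step 1 (recovering $X$ from its commutators).** This step makes $[\lambda_l,X]$ the input. For a matrix $H$ let $X^{(l)}(H)_{\lambda\mu}=\frac{\lambda_l-\mu_l}{|\lambda-\mu|^2}H_{\lambda\mu}$ for $\lambda\ne\mu$ and $X^{(l)}(H)_{\lambda\lambda}=0$. With $G_l=[\lambda_l,X]$, the matrix $\sum_lX^{(l)}(G_l)$ is the off-diagonal part of $X$, and the diagonal part commutes with $a$. So $[a,X]=\sum_l[a,X^{(l)}(G_l)]$. Fix $l$ and put $Y(H)=[a,X^{(l)}(H)]$. By duality, Proposition 6.1 follows if for all matrices $H,K$ on $\Omega$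
$$|\operatorname{Tr}(Y(H)K)|\le C\|f\|_q\|H\|_r\|K\|_{p'} .\tag{9.2}$$

**Step 2 (splitting by the higher level).** This step produces blocks on which $a$ has a known Lipschitz constant. Every pair $(\lambda,\mu)$ has either the level of $\lambda$ equal to $k$ and the level of $\mu$ at most $k$, or the level of $\mu$ equal to $k$ and that of $\lambda$ at most $k-1$, for exactly one $k$. So
$$Y(H)=\sum_kY_k'(H)+\sum_kY_k''(H),\qquad Y_k'=1_{\Omega_k}Y1_{\Omega_{\le k}},\quad Y_k''=1_{\Omega_{\le k-1}}Y1_{\Omega_k}.$$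

**Step 3 (one block).** This step bounds a single block in every $\mathfrak S^s$, $1<s<\infty$. Since $\Omega_k\subset\Omega_{\le k}$, $Y_k'(H)=[a,1_{\Omega_k}X^{(l)}(H)1_{\Omega_{\le k}}]$ is a commutator of matrices on $\ell^2(\Omega_{\le k})$, where $a$ is $2^{k+1}$-Lipschitz. The map $H\mapsto[\lambda_j,X^{(l)}(H)]$ is the Schur multiplier with symbol $\omega_j\omega_l(\lambda-\mu)$, and Schur multipliers commute with restriction to blocks. Lemma 7.1(a), and then Lemma 7.1(b) used twice, give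
$$\|Y_k'(H)\|_s\le C_s2^k\sum_j\|\omega_j\omega_l\circ(1_{\Omega_k}H1_{\Omega_{\le k}})\|_s\le C_s2^k\|1_{\Omega_k}H\|_s .$$
Because $Y_k'=1_{\Omega_k}Y_k'$, we may move $1_{\Omega_k}$ around the trace: $|\operatorname{Tr}(Y_k'(H)K)|=|\operatorname{Tr}(Y_k'(H)K1_{\Omega_k})|\le C_s2^k\|1_{\Omega_k}H\|_s\|K1_{\Omega_k}\|_{s'}$. For $Y_k''$, both $\Omega_{\le k-1}$ and $\Omega_k$ lie in $\Omega_{\le k}$, and $Y_k''=Y_k''1_{\Omega_k}$; in the same way $|\operatorname{Tr}(Y_k''(H)K)|\le C_s2^k\|H1_{\Omega_k}\|_s\|1_{\Omega_k}K\|_{s'}$.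

**Step 4 (trading rank for exponents).** This step turns Step 3 into a family of bounds with free exponents. Let $\theta_1,\theta_2,\theta_3\ge0$, $\theta_1+\theta_2+\theta_3=1$, and $\theta_2,\theta_3<1$. Then
$$|\operatorname{Tr}(Y_k'(H)K)|+|\operatorname{Tr}(Y_k''(H)K)|\le C_\theta\,2^kN_k^{\theta_1}\|H\|_{1/\theta_2}\|K\|_{1/\theta_3}\qquad(1/0:=\infty),\tag{9.3}$$
with $C_\theta$ depending only on $\theta$ and $D$. Indeed there is $s\in(1,\infty)$ with $\theta_2\le\frac1s\le1-\theta_3$: take $\frac1s=\theta_2$ if $\theta_2>0$, and $\frac1s=\frac{1-\theta_3}2$ if $\theta_2=0$. A matrix $T$ of rank at most $N$ satisfies $\|T\|_s\le N^{1/s-\theta}\|T\|_{1/\theta}$ for $\theta\le\frac1s$, by Hölder on its singular values. The matrices $1_{\Omega_k}H$, $H1_{\Omega_k}$, $K1_{\Omega_k}$, $1_{\Omega_k}K$ have rank at most $N_k$. Apply this to the $H$ factors with $(s,\theta_2)$ and to the $K$ factors with $(s',\theta_3)$; the exponents of $N_k$ add up to $(\frac1s-\theta_2)+(\frac1{s'}-\theta_3)=\theta_1$.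

**Adding the blocks directly loses.** With $\theta^*=(\frac1q,\frac1r,\frac1{p'})$, (9.3) gives the right bound for each block: $C\,2^kN_k^{1/q}\|H\|_r\|K\|_{p'}$, and $2^kN_k^{1/q}\le2\|f\|_q$. But the sum over $k$ is an $\ell^1$ sum of $2^kN_k^{1/q}$, while (9.1) controls only the $\ell^q$ norm. For instance, let $q=2$ and let $f$ take the value $2^k$ at $N_k=4^{-k}$ points, $k=-1,\dots,-L$. Then $\sum_k2^kN_k^{1/2}=L$ but $\|f\|_2=L^{1/2}$. The triangle inequality loses a factor $L^{1/2}$, with $L$ unbounded.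

The way past this point is to notice that fixed matrices $H$ and $K$ cannot make (9.3) sharp at many different ranks $N_k$ at once. If $H$ and $K$ have flat singular values with ranks $R$ and $S$, we can evaluate (9.3) not only at $\theta^*$ but at nearby exponents. Moving $\varepsilon$ from one entry of $\theta$ to another changes the bound by a power $\pm\varepsilon$ of a ratio of two of $N_k,R,S$, and the better sign gains. So only the blocks with $N_k\approx R\approx S$ matter, and for those Hölder in the three sequences is available. The general case follows by cutting $H$ and $K$ into flat pieces.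

## 10. Summing over levels and singular values

We need one counting lemma.

**Lemma 10.1.** Let $1\le t<\infty$, let $I\subset\mathbb Z$ be finite, and let $N_k\ge1$ be integers for $k\in I$. Put $\alpha_\nu=\sum_{k\in I:\lfloor\log_2N_k\rfloor=\nu}2^kN_k^{1/t}$. Then $\|\alpha\|_{\ell^t}^t\le2^{t+1}\sum_{k\in I}2^{kt}N_k$.

*Proof.* For fixed $\nu$, all $N_k$ in the sum lie in $[2^\nu,2^{\nu+1})$. If the sum is not empty, let $\bar k$ be the largest $k$ occurring. Then $\alpha_\nu\le2^{(\nu+1)/t}\sum_{k\le\bar k}2^k=2^{(\nu+1)/t}2^{\bar k+1}$, so $\alpha_\nu^t\le2^{t+1}2^{\bar kt}2^\nu\le2^{t+1}2^{\bar kt}N_{\bar k}\le2^{t+1}\sum_{k:\lfloor\log_2N_k\rfloor=\nu}2^{kt}N_k$. Sum over $\nu$. $\square$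

The point of the lemma is that levels with comparable cardinality form a geometric sum, so grouping them costs nothing.

**Proof of (9.2), case $q,r<\infty$, $p>1$.**

**Step 1 (flat pieces).** This step cuts $H$ and $K$ into pieces with flat singular values. By singular value decomposition write $H=\sum_mH_m$ and $K=\sum_nK_n$, where $H_m$ collects the singular values of $H$ in $(2^{m-1},2^m]$ and $K_n$ those of $K$ in $(2^{n-1},2^n]$. Keep the finitely many nonzero pieces and let $R_m,S_n$ be their ranks. Then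
$$\sum_m2^{mr}R_m\le2^r\|H\|_r^r,\quad\sum_n2^{np'}S_n\le2^{p'}\|K\|_{p'}^{p'},\quad\|H_m\|_{1/\theta}\le2^mR_m^\theta,\quad\|K_n\|_{1/\theta}\le2^nS_n^\theta .\tag{10.1}$$

**Step 2 (gain from perturbed exponents).** This step produces decay when the three ranks differ. The entries of $\theta^*=(\frac1q,\frac1r,\frac1{p'})$ lie in $(0,1)$ and sum to $1$. Choose $\varepsilon=\varepsilon(q,r)>0$ so small that $\theta^*+\varepsilon v$ has entries in $(0,1)$ for the six vectors $v=\pm(1,-1,0),\pm(0,1,-1),\pm(1,0,-1)$. By (9.3) and (10.1), at $\theta=\theta^*+\varepsilon v$,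
$$|\operatorname{Tr}(Y_k'(H_m)K_n)|\le C\,2^kN_k^{1/q}\,2^mR_m^{1/r}\,2^nS_n^{1/p'}\cdot N_k^{\varepsilon v_1}R_m^{\varepsilon v_2}S_n^{\varepsilon v_3}.$$
For $v=\pm(1,-1,0)$ the last factor is $(N_k/R_m)^{\pm\varepsilon}$, and the better sign makes it $2^{-\varepsilon|\log_2N_k-\log_2R_m|}$; similarly for the other pairs. Taking the best of the six,
$$|\operatorname{Tr}(Y_k'(H_m)K_n)|\le C\,2^kN_k^{1/q}\,2^mR_m^{1/r}\,2^nS_n^{1/p'}\,2^{-\varepsilon\delta},\tag{10.2}$$
where $\delta$ is the largest difference between two of $\log_2N_k,\log_2R_m,\log_2S_n$.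

**Step 3 (summation).** This step sums (10.2) by Hölder. Define $\alpha_\nu$ as in Lemma 10.1 from $2^kN_k^{1/q}$ with $t=q$, $\beta_\mu$ from $2^mR_m^{1/r}$ with $t=r$, and $\sigma_\eta$ from $2^nS_n^{1/p'}$ with $t=p'$. By the lemma, (9.1) and (10.1),
$$\|\alpha\|_{\ell^q}\le C\|f\|_q,\qquad\|\beta\|_{\ell^r}\le C\|H\|_r,\qquad\|\sigma\|_{\ell^{p'}}\le C\|K\|_{p'} .$$
If $\nu,\mu,\eta$ are the integer parts of the three logarithms, then $\delta\ge\max(|\nu-\mu|,|\nu-\eta|)-1\ge\frac12(|\nu-\mu|+|\nu-\eta|)-1$. Therefore, with $i=\mu-\nu$ and $j=\eta-\nu$,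
$$\sum_{k,m,n}|\operatorname{Tr}(Y_k'(H_m)K_n)|\le C\sum_{i,j\in\mathbb Z}2^{-\frac\varepsilon2(|i|+|j|)}\sum_\nu\alpha_\nu\beta_{\nu+i}\sigma_{\nu+j}\le C\|\alpha\|_q\|\beta\|_r\|\sigma\|_{p'},$$
by Hölder with $\frac1q+\frac1r+\frac1{p'}=1$ in the sum over $\nu$ and geometric series in $i,j$. Since (9.3) bounds $Y_k''$ by the same quantity, the identical summation applies to $Y_k''$. This proves (9.2).

**Proof of (9.2), case $r=\infty$.** Then $q=p\in(1,\infty)$. Do not decompose $H$. Use (9.3) with $\theta=(\frac1p,0,\frac1{p'})\pm\varepsilon(1,0,-1)$, which is allowed because $\theta_2=0$ and $\theta_3<1$ for small $\varepsilon$. The better sign gives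
$$|\operatorname{Tr}(Y_k'(H)K_n)|\le C\|H\|_\infty\,2^kN_k^{1/q}\,2^nS_n^{1/p'}\,2^{-\varepsilon|\log_2N_k-\log_2S_n|}.$$
With $\alpha,\sigma$ as before, the sum over $(k,n)$ is at most $C\|H\|_\infty\sum_j2^{-\varepsilon|j|}\sum_\nu\alpha_\nu\sigma_{\nu+j}\le C\|H\|_\infty\|\alpha\|_q\|\sigma\|_{p'}$, by Hölder with $\frac1q+\frac1{p'}=1$. The same holds for $Y_k''$.

**Proof of (9.2), case $p=1$.** Then $q,r\in(1,\infty)$, $\frac1q+\frac1r=1$ and $p'=\infty$. Do not decompose $K$. Use $\theta=(\frac1q,\frac1r,0)\pm\varepsilon(1,-1,0)$, which is allowed because $\theta_2<1$ for small $\varepsilon$ and $\theta_3=0$. The better sign gives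
$$|\operatorname{Tr}(Y_k'(H_m)K)|\le C\|K\|_\infty\,2^kN_k^{1/q}\,2^mR_m^{1/r}\,2^{-\varepsilon|\log_2N_k-\log_2R_m|},$$
and the sum over $(k,m)$ is at most $C\|K\|_\infty\|\alpha\|_q\|\beta\|_r$ in the same way. The same holds for $Y_k''$.

For given $(q,r)$ only finitely many $\theta$ were used, so the constants depend only on $d,q,r$. Together with the case $q=\infty$ in Section 7, Proposition 6.1 is proved, and with it Theorem 1. $\square$

## 11. Failure at $(\infty,\infty)$, $(\infty,1)$ and $(1,\infty)$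

The proof used $\mathfrak S^s$ with $1<s<\infty$ in Lemma 7.1. We now prove Theorem 2, and see that this was not an accident of the method.

**The positive half.** Let $p,q,r\in[1,\infty]$ with $\frac1q+\frac1r=\frac1p\le1$. If $q=1$ then $r=\infty$, and conversely if $r=1$ then $q=\infty$. So either $(q,r)$ is one of the three listed pairs, or $q,r\in(1,\infty]$ are not both infinite. In the latter case Theorem 1 applies, together with the remark on $0\cdot\infty$ after Lemma 3.1.

**The negative half.** It remains to disprove (1.1) for $(q,r)=(\infty,\sigma)$, $p=\sigma$, with $\sigma\in\{1,\infty\}$; the pair $(1,\infty)$ follows by exchanging $A$ and $B$. Take $\hbar=1$. The plan is to start from matrices for which the commutator with $|T|$ is much larger than the commutator with $T$, and then to place them at far-apart points of phase space, where the Lipschitz function $|x_1|$ is available as the symbol of $A$.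

**Step 1 (the sign multiplier).** This step shows that the Schur multiplier $\mathrm{sgn}(i-j)$ on $n\times n$ matrices has unbounded norm on $\mathfrak S^\infty$ and $\mathfrak S^1$. Let $h_{ij}=\frac1{i-j}$ for $i\ne j$ and $h_{ii}=0$. The function $\ell(t)=i(\pi-t)$ on $(0,2\pi)$ (here $i$ is the imaginary unit) has Fourier coefficients $\hat\ell(k)=\frac1k$ for $k\ne0$ and $\hat\ell(0)=0$, because $\int_0^{2\pi}te^{-ikt}dt=2\pi i/k$. So $h$ is a finite section of the Toeplitz matrix of $\ell$, and $\|h\|_\infty\le\sup|\ell|=\pi$. The matrix $\mathrm{sgn}\circ h$ has entries $\frac1{|i-j|}$ off the diagonal; testing on the unit vector $n^{-1/2}(1,\dots,1)$,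
$$\|\mathrm{sgn}\circ h\|_\infty\ge\frac2n\sum_{k=1}^{n-1}\frac{n-k}k=2\sum_{k=1}^{n-1}\frac1k-\frac{2(n-1)}n\ge2\log n-2 .$$
So the multiplier norm on $\mathfrak S^\infty$ is at least $(2\log n-2)/\pi$. Since $\operatorname{Tr}((\mathrm{sgn}\circ h)K)=-\operatorname{Tr}(h(\mathrm{sgn}\circ K))$ for all $h,K$, duality gives the same norm on $\mathfrak S^1$.

**Step 2 (from the sign to the absolute value).** This step proves: for every $\Gamma$ there are distinct reals $t_1,\dots,t_N$ and a matrix $b$ such that, with $T=\mathrm{diag}(t_i)$,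
$$\|[|T|,b]\|_\sigma>\Gamma\,\|[T,b]\|_\sigma .\tag{11.1}$$
By Step 1 choose $n$ and an $n\times n$ matrix $h\ne0$ with $\|\mathrm{sgn}\circ h\|_\sigma>\Gamma\|h\|_\sigma$. Take the $2n$ points $M^i$ and $-M^i$, $1\le i\le n$, with $M>1$, and let the only nonzero block of $b$ be the one with rows $M^i$ and columns $-M^j$, with entries $h_{ij}/(M^i+M^j)$. Then $[T,b]$ has the block $h$, and $[|T|,b]$ has the block $\frac{M^i-M^j}{M^i+M^j}h_{ij}$, which tends to $\mathrm{sgn}(i-j)h_{ij}$ as $M\to\infty$. Take $M$ large.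

**Step 3 (the operator $B$).** This step transplants $b$ to $L^2(\mathbb R^d)$. Fix $t_i,b$ and let $R$ be large. With $\varphi$ as in Section 4, let $z_i=(Rt_ie_1,0)$ and $\phi_i=\pi(z_i)\varphi$. For $R$ large these have disjoint supports, so they are orthonormal. Let $B=\sum_{i,j}b_{ij}|\phi_i\rangle\langle\phi_j|$. By (3.1), $Z_k\phi_i=(z_i)_k\phi_i+\pi(z_i)Z_k\varphi$, so
$$[Z_k,B]=\sum_{i,j}b_{ij}\big((z_i)_k-(z_j)_k\big)|\phi_i\rangle\langle\phi_j|+\sum_{i,j}b_{ij}\big(|\pi(z_i)Z_k\varphi\rangle\langle\phi_j|-|\phi_i\rangle\langle\pi(z_j)Z_k\varphi|\big).$$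
The first sum has norm $R\|[T,b]\|_\sigma$ for $k=1$ and vanishes for $k\ne1$. For each $k$ the vectors $\pi(z_i)Z_k\varphi$ also have disjoint supports and equal norms, so the second sum has norm at most $2\|Z_k\varphi\|\|b\|_\sigma$. By (2.1),
$$\|\mathbf DB\|_\sigma\le\sum_k\|[Z_k,B]\|_\sigma\le R\|[T,b]\|_\sigma+C\|b\|_\sigma .\tag{11.2}$$

**Step 4 (the operator $A$).** This step constructs a slowly varying $A$ that acts on $\phi_i$ almost as $|t_i|$. Let $t_*=\max|t_i|$ and, for $z=(x,\xi)$,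
$$a_1(z)=\min\{|x_1|,(2t_*-|z|)_+\},\qquad a_R(z)=a_1(z/R),\qquad A=(2\pi)^{-d}\int a_R(z)\Pi_z\,dz .$$
The function $a_R$ is compactly supported and $\frac1R$-Lipschitz, and $a_R(z_i)=\min\{|t_i|,2t_*-|t_i|\}=|t_i|$. So $A$ is trace class and self-adjoint. By (5.1) and Cauchy–Schwarz, $F\mapsto(2\pi)^{-d}\int F(z)\Pi_z\,dz$ is a contraction $L^\infty\to\mathfrak S^\infty$, and since $\tau_w\Pi_z=\Pi_{z+w}$, $\tau_wA$ is obtained from $a_R(\cdot-w)$. Hence $\|\tau_wA-A\|_\infty\le\|a_R(\cdot-w)-a_R\|_\infty\le|w|/R$. For a coordinate vector $w$, $\Gamma_w$ is $\pm Z_k$ for one $k$, and all $k$ occur; the derivative formula of Lemma 3.1 gives $|\langle f,[Z_k,A]g\rangle|\le\frac1R\|f\|\|g\|$ for $f,g\in\mathcal S$. So $\|[Z_k,A]\|_\infty\le\frac1R$, and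
$$\|\mathbf DA\|_\infty\le\frac{\sqrt{2d}}R .\tag{11.3}$$
By polarization of (5.1), $(2\pi)^{-d}\int\Pi_z\,dz=1$. Therefore
$$\|A\phi_i-|t_i|\phi_i\|\le(2\pi)^{-d}\int|a_R(z)-a_R(z_i)|\,|\langle\pi(z)\varphi,\phi_i\rangle|\,dz\le(2\pi)^{-d}\int\frac{|z-z_i|}R|\langle\pi(z)\varphi,\pi(z_i)\varphi\rangle|\,dz\le\frac CR ,$$
by the decay in Section 4.

**Step 5 (the contradiction).** This step compares both sides of (1.1) as $R\to\infty$. Since $A=A^*$,
$$[A,B]=\sum_{i,j}b_{ij}\big(|A\phi_i\rangle\langle\phi_j|-|\phi_i\rangle\langle A\phi_j|\big).$$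
Replacing $A\phi_i$ by $|t_i|\phi_i$ gives $\sum b_{ij}(|t_i|-|t_j|)|\phi_i\rangle\langle\phi_j|$, with norm $\|[|T|,b]\|_\sigma$, and costs at most $C_b/R$, where $C_b$ depends on $b$ but not on $R$. So $\|[A,B]\|_\sigma\ge\|[|T|,b]\|_\sigma-C_b/R$. If (1.1) held with a constant $C_*$ for these compact $A,B$, then (11.2) and (11.3) would give
$$\|[|T|,b]\|_\sigma-\frac{C_b}R\le C_*\frac{\sqrt{2d}}R\big(R\|[T,b]\|_\sigma+C\|b\|_\sigma\big).$$
Let $R\to\infty$: $\|[|T|,b]\|_\sigma\le C_*\sqrt{2d}\,\|[T,b]\|_\sigma$ for all distinct $t_i$ and all $b$. This contradicts (11.1) for $\Gamma>C_*\sqrt{2d}$, and Theorem 2 is proved. $\square$
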